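\title{The $1/p$ corrections to the pressure of the quantum $p$-spin glass}

\begin{abstract}
As $p\to\infty$, the pressure of the pure $p$-spin glass in a transverse field $\Gamma$ at inverse temperature $\beta$ converges to the pressure of the quantum random energy model. Second-order perturbation theory predicts a correction of order $1/p$, with coefficient $\beta/(2\Gamma\tanh\beta\Gamma)$ in the paramagnetic phase and $\beta\Gamma^2/(2\min(\beta,\beta_c))$ in the two classical phases. We prove this prediction at every point off the critical line $\Gamma=\Gamma_c(\beta)$. We also show that, uniformly on compact subsets of the phase diagram and in particular across the critical line, the pressure equals the maximum of the two corrected branches up to an error $o(1/p)$. The lower bounds come from second-moment computations. The upper bounds combine a localization in energy with an operator inequality weighted by the local fields in the classical phases, and with an entropy bootstrap for imaginary-time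 overlaps in the paramagnetic phase.
\end{abstract}

\section{Introduction}

\subsection{The model}

Let $\mathcal Q_N=\{-1,1\}^N$. For an integer $p\ge2$, the pure $p$-spin glass is the centered Gaussian process
\[
U_p(\sigma)=\sqrt{\frac{p!}{N^{p-1}}}\sum_{1\le j_1<\dots<j_p\le N}g_{j_1,\dots,j_p}\,\sigma_{j_1}\cdots\sigma_{j_p},\qquad\sigma\in\mathcal Q_N,
\]
with i.i.d.\ standard Gaussian couplings $g_{j_1,\dots,j_p}$. Its covariance depends only on the overlap $r_N(\sigma,\tau)=\frac1N\sum_j\sigma_j\tau_j$: one has $\mathbb E[U_p(\sigma)U_p(\tau)]=Nc_{p,N}(r_N(\sigma,\tau))$, and $c_{p,N}(r)\to r^p$ uniformly as $N\to\infty$ (see \eqref{eq:cov}).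

On $\ell^2(\mathcal Q_N)$, with orthonormal basis $|\sigma\rangle$, $\sigma\in\mathcal Q_N$, let $U_p$ act by multiplication and let $T$ be the adjacency operator of the hypercube, $\langle\sigma|Tv\rangle=\sum_{j=1}^N\langle F_j\sigma|v\rangle$, where $F_j\sigma$ is $\sigma$ with the $j$-th spin flipped. For $\Gamma>0$ the quantum $p$-spin glass is $H_{p,N}=U_p-\Gamma T$, and its pressure at inverse temperature $\beta$ is
\[
\Phi_{p,N}(\beta,\Gamma)=\frac1N\ln\Big(2^{-N}\operatorname{Tr}e^{-\beta H_{p,N}}\Big).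
\]
We write
\[
\overline\Phi_p=\limsup_{N\to\infty}\mathbb E\,\Phi_{p,N},\qquad\underline\Phi_p=\liminf_{N\to\infty}\mathbb E\,\Phi_{p,N}.
\]
For even $p$ the limit is known to exist, as a consequence of the quantum Parisi formula, and we then write $\Phi_p=\overline\Phi_p=\underline\Phi_p$.

Each of the two terms of $H_{p,N}$ is easy to understand alone when $p$ is large. The operator $T$ is a sum of $N$ commuting spin flips, so $2^{-N}\operatorname{Tr}e^{\beta\Gamma T}=\cosh(\beta\Gamma)^N$: the pure paramagnet has pressure $\ln\cosh\beta\Gamma$. For the glass, $r^p\to0$ as $p\to\infty$ whenever $|r|<1$, so the energies of macroscopically different configurations decorrelate, and one expects the random energy model (REM), in which the $2^N$ energies are independent with variance $N$. There the expected number of configurations with energy near $-yN$ is $2^Ne^{-Ny^2/2}$, which is large exactly when $y<\beta_c:=\sqrt{2\ln2}$. Maximizing $\beta y-y^2/2$ over $0\le y\le\beta_c$ gives the REM pressure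
\[
\Phi_\infty(\beta,0)=\begin{cases}\beta^2/2,&\beta\le\beta_c,\\ \beta\beta_c-\beta_c^2/2,&\beta>\beta_c,\end{cases}
\]
with the maximum attained at $y=\min(\beta,\beta_c)$. The quantum REM pressure is the larger of the two pure pressures,
\[
\Phi_\infty(\beta,\Gamma)=\max\{\Phi_\infty(\beta,0),\ \ln\cosh(\beta\Gamma)\},
\]
and the two branches meet at the critical field $\Gamma_c(\beta)=\beta^{-1}\operatorname{arcosh}(\exp\Phi_\infty(\beta,0))$. It is known that $\overline\Phi_p$ and $\underline\Phi_p$ both converge to $\Phi_\infty$ as $p\to\infty$, for all $\beta,\Gamma\ge0$. We do not use this result; its upper half reappears as Lemma~\ref{lem:zeroth}.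

\subsection{The question and the results}

In the limit, each branch ignores the other term of the Hamiltonian completely. For finite $p$ the neglected term must leave a trace, and one can ask how large it is. Non-rigorous calculations with the replica trick and a $1/p$ expansion predict that the phase diagram converges to that of the quantum REM. For the pressure, these predictions agree with a non-rigorous second-order perturbation calculation, which treats the glass as a perturbation of the paramagnet for $\Gamma>\Gamma_c(\beta)$ and exchanges the roles for $\Gamma<\Gamma_c(\beta)$. It gives $\Phi_p\approx\Phi_\infty+f/p$ with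
\begin{equation}\label{eq:f}
f(\beta,\Gamma)=\begin{cases}\dfrac{\beta}{2\Gamma\tanh(\beta\Gamma)},&\Gamma>\Gamma_c(\beta),\\[2ex]\dfrac{\Gamma^2}{2},&\Gamma<\Gamma_c(\beta),\ \beta\le\beta_c,\\[2ex]\dfrac{\Gamma^2\beta}{2\beta_c},&\Gamma<\Gamma_c(\beta),\ \beta>\beta_c.\end{cases}
\end{equation}
Kouraich, Manai and Warzel \cite{KMW} ask for a justification of these corrections; the symbol $\approx$ is not given a precise meaning there. The sharp form that we study, which is not asserted in \cite{KMW}, is the following: for fixed $\beta,\Gamma>0$ with $\Gamma>\Gamma_c(\beta)$, or with $\Gamma<\Gamma_c(\beta)$ and $\beta\ne\beta_c$, does $p(\Phi_p-\Phi_\infty)$ converge to $f$ as $p\to\infty$ through the even integers? The answer is yes, also at $\beta=\beta_c$ and along all integers.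

\begin{theorem}\label{thm:main}
Let $\beta,\Gamma>0$ with $\Gamma\ne\Gamma_c(\beta)$; the value $\beta=\beta_c$ is allowed. As $p\to\infty$ through all integers,
\[
p\big(\overline\Phi_p(\beta,\Gamma)-\Phi_\infty(\beta,\Gamma)\big)\to f(\beta,\Gamma),\qquad p\big(\underline\Phi_p(\beta,\Gamma)-\Phi_\infty(\beta,\Gamma)\big)\to f(\beta,\Gamma).
\]
In particular $p(\Phi_p(\beta,\Gamma)-\Phi_\infty(\beta,\Gamma))\to f(\beta,\Gamma)$ as $p\to\infty$ through the even integers.
\end{theorem}

The function $f$ consists of two formulas, one for each branch: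
\[
e_R=\frac{\beta\Gamma^2}{2\min(\beta,\beta_c)},\qquad e_P=\frac{\beta}{2\Gamma\tanh\beta\Gamma},
\]
with $f=e_R$ for $\Gamma<\Gamma_c(\beta)$ and $f=e_P$ for $\Gamma>\Gamma_c(\beta)$. Both formulas make sense on the whole quadrant, and the natural guess near the critical line is that the two corrected branches still compete through a maximum. This is correct.

\begin{theorem}\label{thm:uniform}
Uniformly for $(\beta,\Gamma)$ in compact subsets of $(0,\infty)^2$, as $p\to\infty$,
\[
\overline\Phi_p,\ \underline\Phi_p=\max\Big\{\Phi_\infty(\beta,0)+\frac1p\,\frac{\beta\Gamma^2}{2\min(\beta,\beta_c)},\ \ \ln\cosh\beta\Gamma+\frac1p\,\frac{\beta}{2\Gamma\tanh\beta\Gamma}\Big\}+o(1/p).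
\]
\end{theorem}

\begin{corollary}\label{cor:main}
Let $p\to\infty$ through the even integers.
\begin{enumerate}
\item[(a)] On the critical line, $p(\Phi_p-\Phi_\infty)\to\max\{e_R,e_P\}$. For fixed $\beta>0$ and $s\in\mathbb R$,
\[
p\Big(\Phi_p\big(\beta,\Gamma_c(\beta)+\tfrac sp\big)-\Phi_\infty(\beta,0)\Big)\to\max\big\{e_R,\ e_P+s\beta\tanh(\beta\Gamma_c(\beta))\big\},
\]
with $e_R,e_P$ evaluated at $(\beta,\Gamma_c(\beta))$.
\item[(b)] For $0<\Gamma<\Gamma_c(\beta)$, $p\,\partial_\Gamma^\pm\Phi_p(\beta,\Gamma)\to\beta\Gamma/\min(\beta,\beta_c)$. For $h>0$ fixed and $\ln\cosh h>\Phi_\infty(\beta,0)$, $p\,\partial_\beta^\pm\big[\Phi_p(\beta,h/\beta)\big]\to\beta/(h\tanh h)$.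
\end{enumerate}
\end{corollary}

In part (a) the two entries of the maximum cross at $s=(e_R-e_P)/(\beta\tanh\beta\Gamma_c(\beta))$, so the corrected branches meet at a distance of order $1/p$ from $\Gamma_c(\beta)$.

Section~\ref{sec:mech} derives the two coefficients from the simplest computations in which they appear and describes the plan of the proof. Section~\ref{sec:tools} collects the tools, Section~\ref{sec:lower} proves the lower bounds, Sections~\ref{sec:rem}--\ref{sec:crit} prove the upper bounds in the classical phases, in the paramagnetic phase and on the critical line, and Section~\ref{sec:final} assembles the theorems.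

\section{The two mechanisms}\label{sec:mech}

\subsection{Parameters and conventions}

We use $\beta$ and $h=\beta\Gamma$ as independent parameters, because the strength of the glass will be varied with the strength of the field held fixed. We drop the index $p$ from $U_p$ and $c_{p,N}$ and put
\[
Z_N=2^{-N}\operatorname{Tr}e^{-\beta U+hT},\quad F_N(\beta,h)=\tfrac1N\mathbb E\ln Z_N,\quad\overline F_p=\limsup_NF_N,\quad\underline F_p=\liminf_NF_N,
\]
so that $\overline F_p(\beta,h)=\overline\Phi_p(\beta,h/\beta)$ and likewise for $\underline F_p$. Let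
\[
u(\beta)=\min(\beta,\beta_c),\qquad\varphi(\beta)=\Phi_\infty(\beta,0)=\beta u(\beta)-\tfrac12u(\beta)^2,\qquad\kappa(h)=h\tanh h .
\]
Then $\varphi'=u$, the condition $\Gamma<\Gamma_c(\beta)$ reads $\ln\cosh h<\varphi(\beta)$, and
\[
e_R(\beta,h)=\frac{h^2}{2\beta u(\beta)},\qquad e_P(\beta,h)=\frac{\beta^2}{2\kappa(h)} .
\]
Throughout, $N\ge p\ge3$, and $(\beta_p,h_p)\to(\beta,h)\in(0,\infty)^2$ is an arbitrary convergent sequence; constant sequences suffice for Theorem~\ref{thm:main}, and general ones give the uniformity in Theorem~\ref{thm:uniform}. The limit $N\to\infty$ is always taken first. ``W.h.p.''\ means with probability tending to $1$ as $N\to\infty$ with all other parameters, including $p$, fixed, and ``$X_N\le B+o(1)$ w.h.p.''\ means $P(X_N\le B+\eta)\to1$ for every $\eta>0$.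

Let $\gamma=p!/N^{p-1}$, let $J$ run over the $p$-element subsets of $\{1,\dots,N\}$, and let $\sigma_J=\prod_{j\in J}\sigma_j$. Then $U=\sqrt\gamma\sum_Jg_J\sigma_J$ and $Nc_N(r_N(\sigma,\tau))=\gamma\sum_J\sigma_J\tau_J$. Expand $r_N(\sigma,\tau)^p=N^{-p}\sum_{j_1,\dots,j_p}\prod_i\sigma_{j_i}\tau_{j_i}$. The tuples with distinct entries contribute exactly $c_N(r_N(\sigma,\tau))$, and they form a fraction $c_N(1)=\gamma\binom Np/N$ of all tuples. Hence, for every possible overlap $r$,
\begin{equation}\label{eq:cov}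
|c_N(r)|\le c_N(1)\le1,\qquad|c_N(r)-r^p|\le\varepsilon_N:=1-c_N(1)\to0\quad(N\to\infty).
\end{equation}

\subsection{The classical branch: local fields and a two-level system}\label{sec:twolevel}

Take the glass as the unperturbed system. The operator $T$ couples $\sigma$ to its neighbors $F_j\sigma$, and the energy denominators of perturbation theory are the local fields
\[
\Delta_j(\sigma)=U(F_j\sigma)-U(\sigma)=-2\sqrt\gamma\sum_{J\ni j}g_J\sigma_J .
\]

\begin{lemma}\label{lem:fields}
One has $\Delta_j(F_j\sigma)=-\Delta_j(\sigma)$ and $\bar\Delta:=\frac1N\sum_j\Delta_j=-2pU/N$. For fixed $\sigma$, each $\Delta_j$ has variance at most $4p$, and the vector $(\Delta_j-\bar\Delta)_j$ is independent of $U(\sigma)$ and distributed as $s_N(\xi_j-\bar\xi)_j$, where the $\xi_j$ are i.i.d.\ standard Gaussians, $\bar\xi=\frac1N\sum_j\xi_j$ and $s_N^2=4\gamma\binom{N-2}{p-1}\le4p$.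
\end{lemma}

\begin{proof}
The first identity is the definition, and the second holds because each $J$ contains $p$ indices. The variance of $\Delta_j$ is $4\gamma\binom{N-1}{p-1}=4pc_N(1)\le4p$, the covariance of $\Delta_i$ and $\Delta_j$ for $i\ne j$ is $4\gamma\binom{N-2}{p-2}$, and the difference of the two is $s_N^2$ by Pascal's rule. So the covariance matrix is $s_N^2I$ plus a multiple of the all-ones matrix. If $\Pi$ is the orthogonal projection onto the vectors with zero sum, then $\Pi\Delta=(\Delta_j-\bar\Delta)_j$ is uncorrelated with $\bar\Delta$ and has covariance $s_N^2\Pi$, which is the covariance of $s_N(\xi_j-\bar\xi)_j$.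
\end{proof}

Thus at a configuration with $U(\sigma)=-yN$ the local fields have mean $2py$ and fluctuations of order $\sqrt p$. For large $p$ a deep configuration is almost a strict local minimum, with gaps close to $2py$ in almost all directions. Formal second-order perturbation theory lowers the eigenvalue $\beta U(\sigma)$ of $\beta U-hT$ by $\sum_jh^2/(\beta\Delta_j)\approx Nh^2/(2p\beta y)$, and at the dominant energy $y=u(\beta)$ this is $Ne_R/p$.

Each direction contributes like a two-level system, and the two rigorous bounds that we need are already visible there. For $D\ge0$ let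
\[
A_D=\begin{pmatrix}0&h\\h&-D\end{pmatrix}
\]
in a basis $|0\rangle,|1\rangle$ (unflipped, flipped). For $D>0$ its top eigenvalue solves $\lambda_+=h^2/(D+\lambda_+)$. Hence $\lambda_+\le h^2/D$, and inserting this bound in the denominator gives $\lambda_+\ge\frac{h^2}D(1+\frac{h^2}{D^2})^{-1}\ge\frac{h^2}D-\frac{h^4}{D^3}$. The eigenvector is proportional to $(h,\lambda_+)$, so after normalization its squared $|0\rangle$-component is $(1+\lambda_+^2/h^2)^{-1}\ge(1+h^2/D^2)^{-1}$. Therefore
\begin{equation}\label{eq:twolower}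
\ln\langle0|e^{A_D}|0\rangle\ge\frac{h^2}D-\frac{h^4}{D^3}-\frac{h^2}{D^2}.
\end{equation}
For the opposite direction we want to dominate the hopping term by a diagonal matrix. For orthonormal vectors $|\sigma\rangle,|\tau\rangle$ and $k>0$, positivity of the rank-one operator built from $k^{1/2}|\sigma\rangle-k^{-1/2}|\tau\rangle$ gives
\begin{equation}\label{eq:edge}
|\sigma\rangle\langle\tau|+|\tau\rangle\langle\sigma|\le k|\sigma\rangle\langle\sigma|+k^{-1}|\tau\rangle\langle\tau| .
\end{equation}
With $k=h/(\theta D)$ and $\theta\in(0,1]$ this yields $A_D\le\operatorname{diag}\big(h^2/(\theta D),\,-(1-\theta)D\big)$. The choice $\theta=1$ reproduces the second-order shift $h^2/D$ of the unflipped state but closes the gap of the flipped one; a smaller $\theta$ preserves part of the gap at the price of a factor $1/\theta$. This trade-off governs the upper bound in Section~\ref{sec:rem}.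

\subsection{The paramagnetic branch: paths in imaginary time}\label{sec:paths}

Now take the paramagnet as the unperturbed system. For a real function $W$ on $\mathcal Q_N$, the Dyson series
\[
e^{-W+hT}=\sum_{n\ge0}h^n\int_{0<t_1<\dots<t_n<1}e^{-t_1W}Te^{-(t_2-t_1)W}T\cdots Te^{-(1-t_n)W}\,dt_1\cdots dt_n
\]
converges absolutely. Write each $T$ as a sum of single flips. The diagonal element at $\sigma$ retains the terms in which every spin flips an even number of times, and sorting the flip times by spin gives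
\begin{equation}\label{eq:FK0}
\langle\sigma|e^{-W+hT}|\sigma\rangle=\int e^{-\int_0^1W(\omega(s))\,ds}\,\pi_\sigma(d\omega),
\end{equation}
where $\pi_\sigma$ is the product over $j$ of measures on $\pm1$-valued paths $\omega_j$ that start at $\sigma_j$ and flip at times $t_1<\dots<t_n$, $n$ even, with weight $h^n\,dt_1\cdots dt_n$. Each factor has mass $\sum_{n\text{ even}}h^n/n!=\cosh h$. Let $\mu=\mu_h=(2\cosh h)^{-N}\sum_\sigma\pi_\sigma$. Under $\mu$ the $N$ spins are i.i.d.\ paths $\sigma_j(\cdot)$ on the circle $[0,1)$: the starting value is uniform, the number $n$ of flips has law $h^n/(n!\cosh h)$ on the even integers, and the flip positions are i.i.d.\ uniform. Summing \eqref{eq:FK0} over $\sigma$, with and without a weight $v(\sigma)$,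
\begin{equation}\label{eq:FK}
2^{-N}\operatorname{Tr}e^{-W+hT}=\cosh(h)^N\mu\big(e^{-\int_0^1W(\sigma(s))\,ds}\big),\qquad\nu\big(v(\sigma(0))\big)=\frac{\operatorname{Tr}(ve^{-W+hT})}{\operatorname{Tr}e^{-W+hT}},
\end{equation}
where $\nu$ is the probability measure proportional to $e^{-\int W}\mu$, and $\int W$ abbreviates $\int_0^1W(\sigma(s))\,ds$. The measure $\mu$ is invariant under rotations of the circle and its one-time marginals are uniform on $\mathcal Q_N$; since $\int W$ is rotation invariant, so is $\nu$.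

For one spin let $J_A$ be the number of flips in a set $A\subset[0,1)$. From $\mathbb En=\kappa$ and $\mathbb En(n-1)=h^2$ we get $\mathbb EJ_A=\kappa|A|$ and $\mathbb EJ_A(J_A-1)=h^2|A|^2$, and since $\kappa\le h^2$ and $|A|\le1$,
\begin{equation}\label{eq:jumps}
\mathbb EJ_A^2\le2h^2|A| .
\end{equation}
Given $n$, the mean of $(-1)^{J_A}$ is $(1-2|A|)^n$. Summing over even $n$, the correlation of one spin at times $s,t$ is $\rho(|s-t|)$ with
\[
\rho(t)=\rho_h(t)=\frac{\cosh(h(1-2t))}{\cosh h}.
\]
The function $\rho$ is convex, symmetric about $\frac12$ and decreasing on $[0,\frac12]$, with $\rho\ge1/\cosh h$, $\rho(0)=1$, $\rho'(0)=-2\kappa$ and $0\le\rho''=4h^2\rho\le4h^2$. We write $R(s,t)=r_N(\sigma(s),\sigma(t))$ for the overlap of a path with itself at two times, $d(s,t)$ for the distance on the circle, and $\iint$ for integration over $(s,t)\in[0,1)^2$. Under $\mu$, $R(s,t)$ is an average of $N$ i.i.d.\ signs with mean $\rho(|s-t|)=\rho(d(s,t))$.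

For paths $\sigma,\tau$ the variables $\int U(\sigma(s))\,ds$ are centered Gaussians with covariance $NQ_{\sigma\tau}$, where
\begin{equation}\label{eq:Q}
Q_{\sigma\tau}=\iint c_N\big(r_N(\sigma(s),\tau(t))\big)\,ds\,dt=\frac\gamma N\sum_J\Big(\int\sigma_J\Big)\Big(\int\tau_J\Big),\qquad Q_\sigma:=Q_{\sigma\sigma}.
\end{equation}
Since $\mu(\int U)=2^{-N}\sum_\sigma U(\sigma)=0$, the expansion of $F_N(\beta,h)-\ln\cosh h=\frac1N\mathbb E\ln\mu(e^{-\beta\int U})$ in powers of $\beta$ begins with $\frac{\beta^2}2\mu(Q_\sigma)$. The variance of $R(s,t)$ is at most $1/N$ and $|R^p-\rho^p|\le p|R-\rho|$, so by \eqref{eq:cov}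
\begin{equation}\label{eq:QL1}
Q_\sigma\to q_p(h):=\int_0^1\rho_h(t)^p\,dt\quad\text{in }L^1(\mu)\text{ as }N\to\infty .
\end{equation}

\begin{lemma}\label{lem:q}
If $h_p\to h>0$, then $p\,q_p(h_p)\to1/\kappa(h)$.
\end{lemma}

\begin{proof}
By symmetry $pq_p(h_p)=2\int_0^{p/2}\rho_{h_p}(s/p)^p\,ds$. Taylor's formula gives $\rho_{h_p}(s/p)=1-2\kappa(h_p)s/p+O(p^{-2})$, so the integrand tends to $e^{-2\kappa(h)s}$. By convexity $\rho_{h_p}(t)\le1-2t(1-1/\cosh h_p)$ on $[0,\frac12]$, so the integrand is at most $e^{-2s(1-1/\cosh h_p)}$, and dominated convergence gives the limit $2\int_0^\infty e^{-2\kappa s}\,ds=1/\kappa$.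
\end{proof}

The second-order term is therefore $\frac{\beta^2}{2\kappa p}=e_P/p$ to leading order. The mechanism is that spins flip at effective rate $\kappa$, so the energy $U(\sigma(s))$ decorrelates on the time scale $1/(2\kappa p)$ and the glass is averaged out.

The obvious upper bound, $\mathbb E\ln Z_N\le\ln\mathbb EZ_N$ with $\mathbb EZ_N=\cosh(h)^N\mu(e^{\beta^2NQ_\sigma/2})$, is too weak. The paths without flips have $\mu$-probability $\cosh(h)^{-N}$ and $Q_\sigma=c_N(1)$, so $\frac1N\ln\mathbb EZ_N\ge\frac{\beta^2}2c_N(1)$. For $\beta>\beta_c$ one has $\varphi(\beta)=\frac{\beta^2}2-\frac{(\beta-\beta_c)^2}2$, so the paramagnetic phase contains the region $\varphi(\beta)<\ln\cosh h<\beta^2/2$, in which the annealed bound is wrong already at order one.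

\subsection{Plan of the proof}

The lower bounds hold on the whole quadrant: $\underline F_p\ge\varphi+(e_R-o(1))/p$ (Proposition~\ref{prop:lowR}) and $\underline F_p\ge\ln\cosh h+(e_P-o(1))/p$ (Proposition~\ref{prop:lowP}). Each isolates one mechanism and applies the second-moment method to it.

For the upper bounds the two mechanisms must be separated. A smooth partition of unity in the variable $U/N$ splits the trace into a deep block, where $U\le-y_1N$, and a shallow block, where $U\ge-y_2N$, at a cost that is subexponential in $N$ (Lemma~\ref{lem:loc}). On the deep block, \eqref{eq:edge} replaces $T$ by a diagonal operator, and a first-moment bound gives $\varphi+e_R/p$. When $\ln\cosh h<\varphi(\beta)$ the shallow block is smaller at order one, and the proof ends (Proposition~\ref{prop:upR}). When $\ln\cosh h>\varphi(\beta)$ we bound the $\beta$-derivative of the pressure by the mean of $\iint|R|^p$ in the Gibbs path measure, and we control this mean by comparing entropies with $\mu$ (Proposition~\ref{prop:upP}).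 On the critical line we apply the second argument to a truncated potential that agrees with $U$ on the shallow block (Proposition~\ref{prop:upC}). Theorem~\ref{thm:main} does not need this last step.

\section{Tools}\label{sec:tools}

\subsection{Standard facts}

We use the following textbook facts.
\begin{enumerate}
\item[(F1)] \emph{Gaussian concentration.} If $X$ is an $L$-Lipschitz function of i.i.d.\ standard Gaussians, then $P(|X-\mathbb EX|\ge t)\le2e^{-t^2/(2L^2)}$. A centered Gaussian of variance at most $v$ exceeds $t\ge0$ with probability at most $e^{-t^2/(2v)}$.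
\item[(F2)] \emph{Gaussian integration by parts.} $\mathbb E[g_JX]=\mathbb E[\partial_{g_J}X]$ for $X$ of class $C^1$, bounded with bounded derivative.
\item[(F3)] \emph{Paley--Zygmund.} $P(X\ge\frac12\mathbb EX)\ge\frac14(\mathbb EX)^2/\mathbb EX^2$ for $X\ge0$.
\item[(F4)] \emph{Hoeffding.} If $R$ is an average of $N$ i.i.d.\ variables in $[-1,1]$, then $P(|R-\mathbb ER|\ge x)\le2e^{-Nx^2/2}$.
\item[(F5)] \emph{Entropy inequality.} With $\operatorname{Ent}(\nu|\mu)=\nu(\ln\frac{d\nu}{d\mu})$, one has $\nu(X)\le\operatorname{Ent}(\nu|\mu)+\ln\mu(e^X)$ for bounded $X$.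
\item[(F6)] \emph{Traces.} For self-adjoint matrices, $A\ge B$ implies $\operatorname{Tr}e^{-A}\le\operatorname{Tr}e^{-B}$, and $x\mapsto\ln\operatorname{Tr}e^{A+xB}$ is convex with derivative $\operatorname{Tr}(Be^{A+xB})/\operatorname{Tr}e^{A+xB}$.
\item[(F7)] \emph{Compression.} If $\mathcal J$ is an isometry, then $\operatorname{Tr}e^{-\mathcal J^*A\mathcal J}\le\operatorname{Tr}e^{-A}$. Indeed, for an eigenbasis $v_i$ of $\mathcal J^*A\mathcal J$, Jensen's inequality gives $e^{-\langle\mathcal Jv_i,A\mathcal Jv_i\rangle}\le\langle\mathcal Jv_i,e^{-A}\mathcal Jv_i\rangle$, and the $\mathcal Jv_i$ are orthonormal.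
\end{enumerate}

For $L\subset\mathcal Q_N$ let $A_L$ be the compression of $A$ to $\ell^2(L)$. For a real function $W$ on $\mathcal Q_N$ define the block pressure
\[
P_N^h(W;L)=\frac1N\ln\Big(2^{-N}\operatorname{Tr}e^{-(W-hT)_L}\Big),\qquad P_N^h(W)=P_N^h(W;\mathcal Q_N),
\]
with value $-\infty$ for empty $L$. Thus $F_N(\beta,h)=\mathbb EP_N^h(\beta U)$ and $P_N^h(0)=\ln\cosh h$. By (F6) and (F7),
\begin{equation}\label{eq:mono}
W\ge W'-cN\text{ on }L\quad\Longrightarrow\quad P_N^h(W;L)\le c+P_N^h(W';L)\le c+P_N^h(W').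
\end{equation}

\subsection{Concentration}

\begin{lemma}\label{lem:conc}
Let $\psi\in C^1(\mathbb R)$ with $0\le\psi'\le1$, let $V=N\psi(U/N)$, $b>0$, and $X_N=P_N^h(bV)$. Then $P(|X_N-\mathbb EX_N|\ge t)\le2e^{-Nt^2/(2b^2)}$. Consequently:
\begin{enumerate}
\item[(a)] w.h.p.\ $X_N\le\limsup_M\mathbb EX_M+o(1)$;
\item[(b)] if $X_N\le B+o(1)$ w.h.p., then $\limsup_N\mathbb EX_N\le B$;
\item[(c)] if $P(X_N\ge B_N)\ge e^{-\eta N}$ for large $N$, then $\liminf_N(\mathbb EX_N-B_N)\ge-b\sqrt{2\eta}$.
\end{enumerate}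
\end{lemma}

\begin{proof}
By (F6), $\partial_{g_J}X_N$ is $-\frac bN\sqrt\gamma$ times the Gibbs expectation of the diagonal operator $\psi'(U/N)\sigma_J$, which has norm at most $1$. So the squared gradient norm is at most $\frac{b^2}{N^2}\gamma\binom Np\le b^2/N$, and (F1) applies. Parts (a) and (b) follow because $X_N-\mathbb EX_N\to0$ in probability. In (c), if $t=B_N-\mathbb EX_N>0$, then $e^{-\eta N}\le2e^{-Nt^2/(2b^2)}$, that is $t^2\le2b^2(\eta+\frac{\ln2}N)$.
\end{proof}

Part (c) is what makes a rough second moment sufficient: an event of probability $e^{-o(N)}$ already bounds the quenched pressure from below.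

\subsection{Uniform control of the local fields}

Operator inequalities on $\ell^2(\mathcal Q_N)$ need estimates that hold at all $2^N$ configurations simultaneously. Let $\Omega_N$ be the event that
\[
0<\Delta_j(\sigma)^2\le16pN\ \text{ for all }\sigma,j,\qquad\sum_j(\Delta_j(\sigma)-\bar\Delta(\sigma))^2\le24pN\ \text{ for all }\sigma .
\]

\begin{lemma}\label{lem:omega}
$P(\Omega_N)\to1$. On $\Omega_N$, if $y>0$ and $U(\sigma)\le-yN$, then $\#\{j:\Delta_j(\sigma)<0\}\le6N/(py^2)$.
\end{lemma}

\begin{proof}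
Almost surely no $\Delta_j(\sigma)$ vanishes. By Lemma~\ref{lem:fields} and (F1), $P(\Delta_j^2>16pN)\le2e^{-2N}$, and $N2^N\cdot2e^{-2N}\to0$. The sum $\sum_j(\Delta_j-\bar\Delta)^2$ is $s_N^2\le4p$ times a $\chi^2_{N-1}$ variable, and $P(\chi^2_{N-1}>6N)\le e^{-3N/2}\mathbb Ee^{\chi^2_{N-1}/4}\le e^{-3N/2}2^{N/2}$; multiplied by $2^N$ this tends to $0$. If $U(\sigma)\le-yN$, then $\bar\Delta\ge2py$, so each $j$ with $\Delta_j<0$ contributes at least $(2py)^2$ to the sum, and there are at most $24pN/(2py)^2$ such $j$.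
\end{proof}

\subsection{Localization in energy}

Cutting $\mathcal Q_N$ sharply along a level set of $U$ would discard the edges that cross it, and these form an operator whose norm we do not control. A smooth cut is cheap, because one flip changes $U/N$ only by $O(\sqrt{p/N})$.

\begin{lemma}\label{lem:loc}
Let $0<y_1<y_2$, $L_1=\{U\le-y_1N\}$, $L_2=\{U\ge-y_2N\}$ and $C=2\pi^2/(y_2-y_1)^2$. On $\Omega_N$, for every real function $W$ on $\mathcal Q_N$ and every $h>0$,
\[
P_N^h(W)\le\max\{P_N^h(W;L_1),\,P_N^h(W;L_2)\}+\frac{Chp+\ln2}N .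
\]
\end{lemma}

\begin{proof}
Let $\vartheta(x)$ equal $0$ for $x\le-y_2$ and $\pi/2$ for $x\ge-y_1$, and be linear in between, with slope $\ell=\pi/(2(y_2-y_1))$. Put $f_1=\cos\vartheta(U/N)$ and $f_2=\sin\vartheta(U/N)$; then $f_i$ vanishes outside $L_i$ and $f_1^2+f_2^2=1$. The matrix $T-\sum_if_iTf_i$ is supported on the edges, and its entry at $\{\sigma,F_j\sigma\}$ is
\[
1-\cos\big(\vartheta(U(\sigma)/N)-\vartheta(U(F_j\sigma)/N)\big)\in\Big[0,\frac{\ell^2\Delta_j(\sigma)^2}{2N^2}\Big].
\]
The norm of a symmetric matrix is at most its largest absolute row sum, here $N\cdot\ell^2\cdot16pN/(2N^2)=8\ell^2p=Cp$. Since $W=\sum_if_iWf_i$,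
\[
W-hT\ge\sum_if_i(W-hT)f_i-Chp=\mathcal J^*\big((W-hT)_{L_1}\oplus(W-hT)_{L_2}\big)\mathcal J-Chp
\]
with the isometry $\mathcal Jv=(f_1v,f_2v)$ into $\ell^2(L_1)\oplus\ell^2(L_2)$. By (F6) and (F7), $\operatorname{Tr}e^{-W+hT}$ is at most $e^{Chp}$ times the sum of the two block traces.
\end{proof}

The function $W$ is arbitrary and may depend on the disorder; only the blocks are tied to $U$.

\subsection{The upper bound at order one}

On a deep block most edges lead uphill, and a crude use of \eqref{eq:edge} shows that $T$ is negligible there. Let $K(y)=1+6y^{-2}$.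

\begin{lemma}\label{lem:crude}
Let $y>0$ and $L=\{U\le-yN\}$. On $\Omega_N$, for every real $W$ and $h>0$,
\[
P_N^h(W;L)\le\frac{hK(y)}{\sqrt p}+\frac1N\ln\Big(2^{-N}\sum_{\sigma\in L}e^{-W(\sigma)}\Big).
\]
\end{lemma}

\begin{proof}
Apply \eqref{eq:edge} to each edge inside $L$, with weight $p^{-1/2}$ at the endpoint with smaller $U$ and $p^{1/2}$ at the other. A point $\sigma\in L$ is the upper endpoint only of edges with $\Delta_j(\sigma)<0$, so by Lemma~\ref{lem:omega} it receives total weight at most $Np^{-1/2}+p^{1/2}\cdot6N/(py^2)=NK(y)/\sqrt p$. Thus $T_L\le NK(y)/\sqrt p$, and (F6) applies.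
\end{proof}

Classical sums are bounded by a first moment, taken at inverse temperature $u=u(\beta)\le\beta$ to avoid the atypical energies below $-\beta_cN$. Two facts are used. Since $\beta/u\ge1$, every real function $E$ on a finite set satisfies $\sum e^{-\beta E}\le(\sum e^{-uE})^{\beta/u}$; and
\begin{equation}\label{eq:phi}
\frac\beta u\Big(\ln2+\frac{u^2}2\Big)-\ln2=\varphi(\beta),
\end{equation}
which is immediate for $u=\beta$ and follows from $\ln2=\beta_c^2/2$ for $u=\beta_c$. As $\mathbb E\sum_\sigma e^{-uU}\le2^Ne^{Nu^2/2}$, Markov's inequality gives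
\begin{equation}\label{eq:classical}
\frac1N\ln\Big(2^{-N}\sum_\sigma e^{-\beta U(\sigma)}\Big)\le\varphi(\beta)+o(1)\quad\text{w.h.p.}
\end{equation}

\begin{lemma}\label{lem:zeroth}
$\limsup_p\overline F_p(\beta_p,h_p)\le\max\{\varphi(\beta),\ln\cosh h\}$.
\end{lemma}

\begin{proof}
Fix $y>0$ and apply Lemma~\ref{lem:loc} with levels $y<2y$ and $W=\beta_pU$. The deep block is at most $\varphi(\beta_p)+h_pK(y)/\sqrt p+o(1)$ w.h.p.\ by Lemma~\ref{lem:crude} and \eqref{eq:classical}. On the shallow block $\beta_pU\ge-2\beta_pyN$, so it is at most $\ln\cosh h_p+2\beta_py$ by \eqref{eq:mono}. Lemma~\ref{lem:conc}(b) bounds $\overline F_p(\beta_p,h_p)$ by the maximum of the two. Let $p\to\infty$ and then $y\to0$.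
\end{proof}

\section{Lower bounds}\label{sec:lower}

\subsection{The classical branch}

\begin{proposition}\label{prop:lowR}
$\liminf_pp\big(\underline F_p(\beta_p,h_p)-\varphi(\beta_p)\big)\ge e_R(\beta,h)$.
\end{proposition}

We need two things: that every configuration at depth $y$ gains a factor $e^{Nh^2/(2p\beta y)}$ from the field, and that there are as many such configurations as in the REM. For the first, the formal sum $\sum_j1/\Delta_j$ is singular and ignores multiple flips. A variational bound avoids both problems: we let the spins move independently, each as a two-level system whose gap is the \emph{mean} local field. Because $U$ is multilinear and homogeneous, its average over such a product measure depends only on $U(\sigma)$. For $y\ge0$ let $G(y)=\langle0|e^{A_D}|0\rangle$ with $D=2p\beta y$.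

\begin{lemma}\label{lem:diag}
Let $\beta,h>0$. The function $G$ is decreasing, and if $y=-U(\sigma)/N\ge0$, then $\langle\sigma|e^{-\beta U+hT}|\sigma\rangle\ge e^{-\beta U(\sigma)}G(y)^N$.
\end{lemma}

\begin{proof}
Let $\ell_j(\omega)$ be the total time during which $\omega_j(s)\ne\sigma_j$. By \eqref{eq:FK0} for a single spin, $G(y)$ is the integral of $e^{-2p\beta y\ell_j}$ against the $j$-th factor of $\pi_\sigma$; in particular $G$ is decreasing. Hence $d\mathbb Q=G(y)^{-N}e^{-2p\beta y\sum_j\ell_j}d\pi_\sigma$ is a probability measure under which the processes $\omega_j(\cdot)\sigma_j$ are i.i.d. Let $\phi(s)=\mathbb Q(\omega_j(s)\ne\sigma_j)$, so that $\mathbb Q(\ell_j)=\int_0^1\phi$. By independence $\mathbb Q(\omega_J(s))=(1-2\phi(s))^p\sigma_J$, and therefore $\mathbb Q(U(\omega(s)))=-(1-2\phi(s))^pyN$. By \eqref{eq:FK0} and Jensen's inequality,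
\[
\langle\sigma|e^{-\beta U+hT}|\sigma\rangle=G(y)^N\,\mathbb Q\big(e^{-\beta\int U(\omega)+2p\beta y\sum_j\ell_j}\big)\ge G(y)^N\exp\Big(\beta yN\int_0^1\big[(1-2\phi)^p+2p\phi\big]ds\Big).
\]
The bracket is at least $1$ by Bernoulli's inequality $(1+x)^p\ge1+px$ at $x=-2\phi\in[-2,0]$. For $x\ge-1$ this is the usual statement, and for $-2\le x<-1$ one has $(1+x)^p\ge-|1+x|=1+x\ge1+px$. Since $y\ge0$, the exponential is at least $e^{\beta yN}=e^{-\beta U(\sigma)}$.
\end{proof}

To count configurations we use the second moment. Let $I(r)=\frac{1+r}2\ln(1+r)+\frac{1-r}2\ln(1-r)$. It is even, $I(1)=\ln2$, and $I(r)\ge r^2/2$ because $I(0)=I'(0)=0$ and $I''\ge1$. With the binary entropy $S(x)=-x\ln x-(1-x)\ln(1-x)$ one has $I(1-2x)=\ln2-S(x)$, and $\binom Nk\le e^{NS(k/N)}$ shows that at most $2^{2N}e^{-NI(r)}$ pairs have overlap $r$. Correlated pairs are harmless as long as this entropy cost beats their gain in probability, which defines the threshold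
\[
y_p^2=\inf_{0<r\le1}(1+r^{-p})I(r)\le2I(1)=\beta_c^2 .
\]

\begin{lemma}\label{lem:count}
Let $\beta,h>0$ and $0<y\le y_p$. Then $\underline F_p(\beta,h)\ge\beta y-\frac{y^2}2+\ln G(y)$.
\end{lemma}

\begin{proof}
Let $\eta>0$ and $\mathcal N=\#\{\sigma:y\le-U(\sigma)/N\le y+\eta\}$. Since $U(\sigma)/N$ is centered Gaussian with variance $c_N(1)/N$ and $c_N(1)\to1$, $\mathbb E\mathcal N=2^Ne^{-Ny^2/2+o(N)}$. If $\sigma,\tau$ have overlap $r$, then $U(\sigma)+U(\tau)$ has variance $2N(c_N(1)+c_N(r))\le2N(1+|r|^p+\varepsilon_N)$, so both are counted in $\mathcal N$ with probability at most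
\[
P\big(-U(\sigma)-U(\tau)\ge2yN\big)\le\exp\Big(-\frac{y^2N}{1+|r|^p+\varepsilon_N}\Big)\le\exp\Big(-\frac{y^2N}{1+|r|^p}+y^2\varepsilon_NN\Big).
\]
The condition $y\le y_p$ gives $I(r)\ge y^2\frac{|r|^p}{1+|r|^p}=y^2-\frac{y^2}{1+|r|^p}$ for all $r\in[-1,1]$. Summing over the $N+1$ values of $r$, $\mathbb E\mathcal N^2\le(N+1)2^{2N}e^{-Ny^2+y^2\varepsilon_NN}=e^{o(N)}(\mathbb E\mathcal N)^2$, and (F3) gives $P(\mathcal N\ge\frac12\mathbb E\mathcal N)\ge e^{-o(N)}$. On this event, Lemma~\ref{lem:diag} yields $Z_N\ge2^{-N}\cdot\frac12\mathbb E\mathcal N\cdot e^{\beta yN}G(y+\eta)^N$. Lemma~\ref{lem:conc}(c), with arbitrarily small exponent, gives $\underline F_p\ge\beta y-\frac{y^2}2+\ln G(y+\eta)$, and $\eta\to0$ finishes the proof.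
\end{proof}

For $\beta\ge\beta_c$ we would like to take $y=\beta_c$. The threshold $y_p$ may be smaller, but only by an exponentially small amount, so the classical glass loses nothing at order $1/p$.

\begin{lemma}\label{lem:yp}
For large $p$, $y_p^2\ge\beta_c^2-2\cdot2^{-p/2}$.
\end{lemma}

\begin{proof}
Put $r=1-2x$ with $x\in[0,\frac12)$, and let $x_1\in(0,\frac12)$ solve $S(x_1)=\frac12\ln2$. At $x=0$, $(1+r^{-p})I(r)=2\ln2$. For $0<x\le x_1$ we use $I(r)\ge\frac12\ln2$, $r^{-p}-1\ge e^{2px}-1\ge2px$, and $S(x)\le x\ln(e/x)$, which follows from $-(1-x)\ln(1-x)\le x$: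
\[
(1+r^{-p})I(r)-2\ln2=-2S(x)+(r^{-p}-1)I(r)\ge x\big(p\ln2-2\ln(e/x)\big).
\]
The right side has derivative $p\ln2+2\ln x$, so its minimum over $x>0$ is attained at $x=2^{-p/2}$, where it equals $-2\cdot2^{-p/2}$. For $x_1\le x<\frac12$, $(1+r^{-p})I(r)\ge\frac12r^{2-p}\ge\frac12(1-2x_1)^{2-p}$, which exceeds $2\ln2$ for large $p$.
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:lowR}]
Apply Lemma~\ref{lem:count} at $(\beta_p,h_p)$ with $y=\min(\beta_p,y_p)$. If $y=\beta_p$, then $\beta_p\le\beta_c$ and $\beta_py-\frac{y^2}2=\varphi(\beta_p)$. Otherwise $y=y_p\le u(\beta_p)$, and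
\[
\varphi(\beta_p)-\Big(\beta_py-\frac{y^2}2\Big)\le\beta_p\big(u(\beta_p)-y_p\big)\le\beta_p(\beta_c-y_p)=O(2^{-p/2})
\]
by Lemma~\ref{lem:yp}. In both cases $y\to u(\beta)$, and \eqref{eq:twolower} with $D=2p\beta_py$ gives $\liminf_pp\ln G(y)\ge h^2/(2\beta u(\beta))$.
\end{proof}

\subsection{The paramagnetic branch}

\begin{proposition}\label{prop:lowP}
$\liminf_pp\big(\underline F_p(\beta_p,h_p)-\ln\cosh h_p\big)\ge e_P(\beta,h)$.
\end{proposition}

By Lemma~\ref{lem:q}, $q_p(h_p)\to0$ and $\frac{\beta_p^2}2pq_p(h_p)\to e_P$, so the proposition follows from the next lemma, whose hypotheses hold at $(\beta_p,h_p)$ for large $p$. The moments of $Z_N$ can be dominated by atypical, slow paths, as in Section~\ref{sec:paths}; we therefore keep only the paths with typical $Q_\sigma$. This restriction also caps the mutual covariance of two paths at $2q$, which is too small to compensate the probability $e^{-N/8}$ of a large mutual overlap.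

\begin{lemma}\label{lem:second}
Let $\beta,h>0$ and $q=q_p(h)$. If $2^p\ge32\beta^2$ and $q<1/(32\beta^2)$, then $\underline F_p(\beta,h)\ge\ln\cosh h+\frac{\beta^2}2q$.
\end{lemma}

\begin{proof}
Let $0<\zeta\le q$ and $A=\{|Q_\sigma-q|\le\zeta\}$; by \eqref{eq:QL1}, $\mu(A)\to1$. Put $\mathcal W=\mu(1_Ae^{-\beta\int U})$, so that $Z_N\ge\cosh(h)^N\mathcal W$ by \eqref{eq:FK}. The Gaussian moment formula with covariance \eqref{eq:Q} gives
\[
\mathbb E\mathcal W\ge\mu(A)e^{\frac{\beta^2N}2(q-\zeta)},\qquad\mathbb E\mathcal W^2\le e^{\beta^2N(q+\zeta)}\mu^{\otimes2}\big(1_{A\times A}e^{\beta^2NQ_{\sigma\tau}}\big).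
\]
By Cauchy--Schwarz in the sum over $J$, $Q_{\sigma\tau}\le(Q_\sigma Q_\tau)^{1/2}\le2q$ on $A\times A$. Let $r_{st}=r_N(\sigma(s),\tau(t))$ and $m=|\{(s,t):|r_{st}|>\frac12\}|$. Since $|r|^p\le2^{2-p}r^2$ for $|r|\le\frac12$, also $Q_{\sigma\tau}\le\varepsilon_N+2^{2-p}\iint r_{st}^2+m$. Together, $Q_{\sigma\tau}\le\varepsilon_N+2^{2-p}\iint r_{st}^2+\min(m,2q)$ on $A\times A$, and by Cauchy--Schwarz
\[
\mu^{\otimes2}\big(1_{A\times A}e^{\beta^2NQ_{\sigma\tau}}\big)\le e^{\beta^2N\varepsilon_N}\Big[\mu^{\otimes2}\big(e^{2\beta^22^{2-p}N\iint r_{st}^2}\big)\Big]^{1/2}\Big[\mu^{\otimes2}\big(e^{2\beta^2N\min(m,2q)}\big)\Big]^{1/2}.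
\]
For fixed $s,t$, $r_{st}$ is an average of $N$ i.i.d.\ symmetric signs, so $\mathbb Ee^{x\sqrt Nr_{st}}\le e^{x^2/2}$. With an auxiliary standard Gaussian $\xi$, $\mathbb Ee^{Nr_{st}^2/4}=\mathbb Ee^{\xi\sqrt{N/2}\,r_{st}}\le\mathbb Ee^{\xi^2/4}=\sqrt2$. The first hypothesis says $2\beta^22^{2-p}\le\frac14$, so by Jensen's inequality in $(s,t)$ the first bracket is at most $\sqrt2$. For the second, $e^{\min(x,C)}\le1+e^Cx/C$ for $x\ge0$, $C>0$ (by convexity for $x\le C$, trivially for $x\ge C$). Take $x=2\beta^2Nm$ and $C=4\beta^2Nq$. By (F4), $\mu^{\otimes2}(m)\le2e^{-N/8}$, so the second bracket is at most $1+\frac1qe^{4\beta^2qN-N/8}\le1+\frac1q$ by the second hypothesis. Hence $\mathbb E\mathcal W^2/(\mathbb E\mathcal W)^2\le e^{2\beta^2\zeta N+o(N)}$, and (F3) gives $P(\mathcal W\ge\frac12\mathbb E\mathcal W)\ge e^{-3\beta^2\zeta N}$ for large $N$. Lemma~\ref{lem:conc}(c) yields $\underline F_p\ge\ln\cosh h+\frac{\beta^2}2(q-\zeta)-\beta^2\sqrt{6\zeta}$. Let $\zeta\to0$.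
\end{proof}

\section{Upper bound in the classical phases}\label{sec:rem}

Lemma~\ref{lem:crude} loses $O(p^{-1/2})$ on the deep block because its weights ignore the size of the gaps. We now give each edge the weight of the two-level computation in Section~\ref{sec:twolevel}, with the actual local field as the gap. The result is a diagonal operator whose first moment factorizes by Lemma~\ref{lem:fields}.

\begin{lemma}\label{lem:deep}
Let $\beta,h>0$, $u=u(\beta)$, $\Gamma=h/\beta$, $y_1>0$, $\theta\in(0,1]$ with $u\theta<y_1$, and $\zeta\in(0,1)$ with $2p(1-\zeta)y_1\ge\Gamma/\theta$. Let $L_1=\{U\le-y_1N\}$. Then w.h.p.\ $P_N^h(\beta U;L_1)\le\varphi(\beta)+\frac\beta u\ln M+o(1)$, where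
\[
M=\exp\Big(\frac{u\Gamma^2}{2p\theta(1-\zeta)y_1}\Big)+e^{u\Gamma}\Big(e^{-\zeta^2py_1^2/2}+e^{-2pu\theta(y_1-u\theta)}\Big).
\]
\end{lemma}

\begin{proof}
For $x>0$ let $k(x)=\min\{1,\frac\Gamma{\theta x}\}$ and $k(-x)=1/k(x)=\max\{1,\frac{\theta x}\Gamma\}$, and let $k(0)=1$. Then $k$ is nonincreasing, $k(x)k(-x)=1$, and $\Gamma k(x)\le\Gamma+\theta\max(-x,0)$. Apply \eqref{eq:edge} to each edge $\{\sigma,F_j\sigma\}$ inside $L_1$ with weight $k(\Delta_j(\sigma))$ at $\sigma$ and $k(\Delta_j(F_j\sigma))$ at $F_j\sigma$; the two weights are reciprocal because $\Delta_j(F_j\sigma)=-\Delta_j(\sigma)$. Adding the positive weights of the edges that leave $L_1$, we get $(U-\Gamma T)_{L_1}\ge\tilde U:=U-\Gamma\sum_jk(\Delta_j)$ on $\ell^2(L_1)$, and so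
\[
\operatorname{Tr}e^{-(\beta U-hT)_{L_1}}\le\sum_{\sigma\in L_1}e^{-\beta\tilde U(\sigma)}\le\Big(\sum_{\sigma\in L_1}e^{-u\tilde U(\sigma)}\Big)^{\beta/u}.
\]
On $L_1$, $\bar\Delta\ge2py_1$, so $k(\Delta_j)\le k(2py_1+\Delta_j-\bar\Delta)$. By the independence in Lemma~\ref{lem:fields},
\[
\mathbb E\big[1_{L_1}(\sigma)e^{-u\tilde U(\sigma)}\big]\le e^{Nu^2/2}\,\mathbb E\exp\Big(u\Gamma\sum_jk\big(2py_1+s_N(\xi_j-\bar\xi)\big)\Big).
\]
To remove $\bar\xi$, note that the event $\{\bar\xi\le0\}$ has probability $\frac12$ and is independent of $(\xi_j-\bar\xi)_j$, so the last expectation is twice the expectation restricted to this event; on it $\xi_j-\bar\xi\ge\xi_j$, and $k$ is nonincreasing. So the last expectation is at most $2M_*^N$, with $M_*=\mathbb Ee^{u\Gamma k(X)}$ and $X=2py_1+s_N\xi_1$.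

If $X\ge2p(1-\zeta)y_1$, then $X\ge\Gamma/\theta$ and $u\Gamma k(X)=\frac{u\Gamma^2}{\theta X}\le\frac{u\Gamma^2}{2p\theta(1-\zeta)y_1}$. Otherwise we use $e^{u\Gamma k(X)}\le e^{u\Gamma}(1+e^{-u\theta X})$ together with $s_N^2\le4p$:
\[
P\big(X<2p(1-\zeta)y_1\big)\le e^{-(2p\zeta y_1)^2/(8p)}=e^{-\zeta^2py_1^2/2},\qquad\mathbb Ee^{-u\theta X}\le e^{-2pu\theta y_1+2pu^2\theta^2}.
\]
Thus $M_*\le M$ and $\mathbb E\sum_{L_1}e^{-u\tilde U}\le2\cdot2^Ne^{Nu^2/2}M^N$. Markov's inequality and \eqref{eq:phi} finish the proof.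
\end{proof}

The hypothesis $u\theta<y_1$ makes the last term of $M$ exponentially small in $p$: a downhill direction is rare, but carries the large weight $e^{u\theta|X|}$, and for $u\theta\ge y_1$ the last term of $M$ does not decay. Now let $u=u(\beta)$ be taken at the limit point, and fix $0<y_1<u$, $0<\theta<y_1/u$ and $\zeta\in(0,1)$. The lemma applies at $(\beta_p,h_p)$ for large $p$; call the constant $M_p$. Since $\ln(x+x')\le\ln x+x'$ for $x\ge1$, $x'\ge0$,
\begin{equation}\label{eq:Mp}
M_p\ge1,\qquad\limsup_pp\,\frac{\beta_p}{u(\beta_p)}\ln M_p\le\frac{h^2}{2\beta\theta(1-\zeta)y_1}=:e(y_1,\theta,\zeta),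
\end{equation}
and $e(y_1,\theta,\zeta)\to(u/y_1)^2e_R(\beta,h)$ as $\zeta\to0$, $\theta\uparrow y_1/u$. Hence
\begin{equation}\label{eq:einf}
\inf\{e(y_1,\theta,\zeta):0<y_1<u,\ 0<\theta<y_1/u,\ 0<\zeta<1\}\le e_R(\beta,h).
\end{equation}
The constant becomes sharp only as $y_1\uparrow u$. The shallow block must therefore reach down almost to the dominant energy $-uN$, and it has to be shown negligible; this is where the phase enters.

\begin{proposition}\label{prop:upR}
If $\ln\cosh h<\varphi(\beta)$, then $\limsup_pp\big(\overline F_p(\beta_p,h_p)-\varphi(\beta_p)\big)\le e_R(\beta,h)$.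
\end{proposition}

\begin{proof}
Let $0<y_1<y_2<u=u(\beta)$, fix $\theta,\zeta$ as above, and apply Lemma~\ref{lem:loc} with $W=\beta_pU$. The deep block is bounded by Lemma~\ref{lem:deep}. For the shallow block $L_2$ we compare with a slightly higher temperature: on $L_2$, raising the coupling from $\beta'$ to $\beta$ can increase the pressure only at rate $y_2$, while $\varphi$ increases at the larger rate $u$. Choose $\beta'\in(0,\beta)$ so close to $\beta$ that $u(\beta')>y_2$ and $\ln\cosh h+(\beta-\beta')y_2<\varphi(\beta)$. Then also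
\[
\varphi(\beta')+(\beta-\beta')y_2=\varphi(\beta)-\int_{\beta'}^\beta(u(x)-y_2)\,dx<\varphi(\beta).
\]
For large $p$, $\beta_p>\beta'$ and $\beta_pU\ge\beta'U-(\beta_p-\beta')y_2N$ on $L_2$. By \eqref{eq:mono} and Lemma~\ref{lem:conc}(a), w.h.p.\ $P_N^{h_p}(\beta_pU;L_2)\le(\beta_p-\beta')y_2+\overline F_p(\beta',h_p)+o(1)$. By Lemma~\ref{lem:zeroth}, the $\limsup_p$ of $(\beta_p-\beta')y_2+\overline F_p(\beta',h_p)$ is at most $(\beta-\beta')y_2+\max\{\varphi(\beta'),\ln\cosh h\}<\varphi(\beta)$. So for large $p$ this bound lies below $\varphi(\beta_p)$, and since $M_p\ge1$, Lemma~\ref{lem:conc}(b) gives $\overline F_p(\beta_p,h_p)\le\varphi(\beta_p)+\frac{\beta_p}{u(\beta_p)}\ln M_p$. Conclude with \eqref{eq:Mp} and \eqref{eq:einf}.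
\end{proof}

\section{Upper bound in the paramagnetic phase}\label{sec:para}

Gaussian integration by parts bounds the derivative of the pressure in the coupling $b$ by $b\,x_N$, where $x_N$ is the mean of $\iint|R|^p$ under the Gibbs path measure $\nu$. Under $\mu$ this mean is close to $1/(\kappa p)$, and we must show that the tilt from $\mu$ to $\nu$ does not increase it at leading order. Time pairs at distance larger than a fixed $t_0$ need only the rough information $|R|\le1-\delta$, since $(1-\delta)^p$ is exponentially small. For short distances the entropy inequality (F5) reduces the question to an exponential moment under $\mu$ and to the relative entropy of $\nu$, which is itself bounded by $Nb^2x_N$. The inequality then closes on itself: $\lambda x_N\lesssim b^2x_N+\lambda/(\kappa p)$ with $\lambda$ as large as we like.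

\subsection{Short-time overlaps under the free measure}

For $t_0\in(0,\frac12)$ let $Y=\iint_{d(s,t)\le t_0}R_+(s,t)^p\,ds\,dt$, where $R_+=\max(R,0)$. The restriction to short times is what tames the exponential moment. Heuristically, freezing all spins during a time $\tau\le t_0$ costs about $\kappa\tau N$ in the exponent and increases $\lambda NY$ by about $\lambda\tau^2N$, which does not pay when $t_0$ is small compared with $\kappa/\lambda$.

\begin{lemma}\label{lem:short}
Let $h,\lambda>0$, $\kappa=\kappa(h)$, $\varepsilon\in(0,\frac12)$ and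
\begin{equation}\label{eq:t0}
0<t_0\le\min\Big\{\frac14,\ \frac{\varepsilon\kappa}{4h^2},\ \frac{\varepsilon^3\kappa^2}{32\lambda h^2}\Big\}.
\end{equation}
Then for every $p$,
\[
\limsup_N\frac1N\ln\mu(e^{\lambda NY})\le\frac\lambda p\Big(2\varepsilon+\frac1{(1-\varepsilon)^2\kappa}\Big).
\]
\end{lemma}

\begin{proof}
Write $Y=2\int_0^{t_0}\Psi(t)\,dt$ with $\Psi(t)=\int_0^1R_+(s,s+t)^p\,ds\le1$, times taken modulo $1$. Let $t_1=\varepsilon/p$. If $t_0\le t_1$, then $Y\le2\varepsilon/p$ and we are done. Otherwise $Y\le2t_1+2\int_{t_1}^{t_0}\Psi$.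

\emph{Reduction to one time lag.} We apply Jensen's inequality in $t$ with a weight shaped like the typical size $e^{-2\kappa pt}$ of $\Psi(t)$, so that no lag is favored, plus a small constant that keeps the weight from becoming too small. Let $\kappa'=(1-\varepsilon)\kappa$ and
\[
w(t)=(1-\varepsilon)\,2\kappa'p\,e^{-2\kappa'pt}+\frac\varepsilon{t_0},\qquad\int_0^{t_0}w\le1 .
\]
Write $2\lambda N\int_{t_1}^{t_0}\Psi$ as the average of $2\lambda N\Psi(t)/w(t)$ against $w(t)\,dt$, with the missing mass assigned to the value $0$. Then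
\[
\mu(e^{\lambda NY})\le e^{2\lambda Nt_1}\Big[1+\sup_{t_1\le t\le t_0}\mu\Big(\exp\Big(\frac{2\lambda N}{w(t)}\Psi(t)\Big)\Big)\Big].
\]

\emph{Reduction to finitely many disjoint windows.} Fix $t\in[t_1,t_0]$ and let $n=\lfloor1/t\rfloor\le p/\varepsilon$, so that $t\le\frac1n\le2t$. Since $\Psi(t)=\int_0^1\frac1n\sum_{k=0}^{n-1}R_+(\frac{k+v}n,\frac{k+v}n+t)^p\,dv$, Jensen's inequality in $v$ and rotation invariance bound the last expectation by $\mu\big(\exp(N\alpha\sum_k(R_k)_+^p)\big)$, where
\[
R_k=R\Big(\frac kn,\frac kn+t\Big),\qquad\alpha=\frac{2\lambda}{nw(t)}\le\frac{4\lambda t\,t_0}\varepsilon .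
\]

\emph{Typical and slow windows.} Let $d_k=\frac12(1-R_k)$ be the fraction of spins that differ at the two ends of the $k$-th window, and let $z=e^{-2\kappa'pt}$. If $d_k\ge\kappa't$, then $(R_k)_+\le e^{-2\kappa't}$ and $(R_k)_+^p\le z$. If $d_k<\kappa't$, we only know $(R_k)_+^p\le1$, but $e^{N\eta(\kappa't-d_k)}\ge1$ for any $\eta>0$. In both cases $e^{N\alpha(R_k)_+^p}\le e^{N\alpha z}+e^{N\alpha+N\eta(\kappa't-d_k)}$. Expand the product over $k$ and use the independence of the spins:
\[
\mu\Big(e^{N\alpha\sum_k(R_k)_+^p}\Big)\le e^{N\alpha zn}\sum_{E\subset\{0,\dots,n-1\}}e^{N|E|(\alpha+\eta\kappa't)}\big(\mathbb Ee^{-\eta X_E}\big)^N,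
\]
where, for one spin, $X_E$ is the number of $k\in E$ with different values at $\frac kn$ and $\frac kn+t$. The windows are disjoint because $t\le\frac1n$, so $X_E$ is at most the number of flips in a set of measure $|E|t\le1$, and $\mathbb EX_E^2\le2h^2|E|t$ by \eqref{eq:jumps}. From $\rho(t)\le1-2\kappa t+2h^2t^2$ we get $\mathbb EX_E=|E|\frac{1-\rho(t)}2\ge|E|t(\kappa-h^2t)$. Since $e^{-x}\le1-x+\frac{x^2}2$ for $x\ge0$,
\[
\mathbb Ee^{-\eta X_E}\le\exp\big(-\eta|E|t(\kappa-h^2t)+\eta^2h^2|E|t\big).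
\]
So the term of $E$ is at most $\exp\big(N|E|t\,[\frac\alpha t-\eta\varepsilon\kappa+\eta h^2t+\eta^2h^2]\big)$. Take $\eta=\frac{\varepsilon\kappa}{4h^2}$. Then $\eta\varepsilon\kappa=\frac{\varepsilon^2\kappa^2}{4h^2}$, while $\eta^2h^2=\frac{\varepsilon^2\kappa^2}{16h^2}$ and, by the second condition in \eqref{eq:t0}, $\eta h^2t\le\frac{\varepsilon^2\kappa^2}{16h^2}$. The bracket is thus at most $\frac{4\lambda t_0}\varepsilon-\frac{\varepsilon^2\kappa^2}{8h^2}$, which is nonpositive by the third condition. The expectation is therefore at most $2^{p/\varepsilon}e^{N\alpha zn}$, uniformly in $t$, with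
\[
\alpha zn=\frac{2\lambda z}{w(t)}\le\frac\lambda{(1-\varepsilon)\kappa'p}=\frac\lambda{(1-\varepsilon)^2\kappa p}.\qedhere
\]
\end{proof}

\subsection{Derivative and entropy}

The critical line will require the same argument for a truncated potential, so we work with one at once. Call $\psi\in C^2(\mathbb R)$ \emph{admissible} if $\psi(0)=0$, $0\le\psi'\le1$, $\psi''$ is bounded, and $\Theta(x):=x\psi'(x)-\psi(x)$ is bounded above. For the present section only $\psi(x)=x$ matters, for which $\Theta=0$. Put $V=N\psi(U/N)$, so $|V|\le|U|$, and for $b\ge0$, $h>0$ let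
\[
F_N^\psi(b,h)=\mathbb EP_N^h(bV),\qquad\overline F_p^\psi=\limsup_NF_N^\psi,\qquad\Lambda_N(b,h)=\frac1N\ln\mu_h\big(e^{-b\int V}\big).
\]
By \eqref{eq:FK}, $\Lambda_N(b,h)=P_N^h(bV)-\ln\cosh h$. Let $\nu=\nu_{b,h}$ be the probability measure proportional to $e^{-b\int V}\mu_h$, and $x_N=x_N(b,h)=\mathbb E\nu(\iint|R|^p)\in[0,1]$.

\begin{lemma}\label{lem:ibp}
Let $\psi$ be admissible and $b,h>0$. Then
\begin{enumerate}
\item[(a)] $\mathbb E\Lambda_N\ge-bN^{-1/2}$, and $\Lambda_N\ge-o(1)$ w.h.p.;
\item[(b)] $\partial_bF_N^\psi\le b(x_N+\varepsilon_N)+\frac1N\|\psi''\|_\infty+\mathbb E\nu\big(\Theta(U(\sigma(0))/N)\big)$;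
\item[(c)] $\mathbb E\operatorname{Ent}(\nu|\mu)\le Nb\,\partial_bF_N^\psi+b\sqrt N$.
\end{enumerate}
\end{lemma}

\begin{proof}
(a) By Jensen's inequality and the uniformity of the one-time marginals, $\Lambda_N\ge-\frac bN2^{-N}\sum_\sigma V(\sigma)$, and $\mathbb E|V(\sigma)|\le\mathbb E|U(\sigma)|\le\sqrt N$. The second claim follows by Markov's inequality.

(b) Write $U_s=U(\sigma(s))$, $\psi'_s=\psi'(U_s/N)$ and $\psi''_s=\psi''(U_s/N)$. By rotation invariance and the definition of $\Theta$,
\[
\partial_bF_N^\psi=-\frac1N\mathbb E\nu\Big(\int V\Big)=-\mathbb E\nu\big(\psi(U_0/N)\big)=-\frac{\sqrt\gamma}N\sum_J\mathbb E\big[g_J\,\nu(\sigma_J(0)\psi_0')\big]+\mathbb E\nu\big(\Theta(U_0/N)\big).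
\]
Since $\partial_{g_J}V(\sigma)=\sqrt\gamma\,\psi'(U(\sigma)/N)\sigma_J$ and $\partial_{g_J}\psi_0'=\sqrt\gamma\,\psi_0''\sigma_J(0)/N$,
\[
\partial_{g_J}\nu(\sigma_J(0)\psi_0')=\frac{\sqrt\gamma}N\nu(\psi_0'')-b\sqrt\gamma\Big[\nu\Big(\sigma_J(0)\psi_0'\int_0^1\psi_t'\sigma_J(t)\,dt\Big)-\nu(\sigma_J(0)\psi_0')\,\nu\Big(\int_0^1\psi_t'\sigma_J(t)\,dt\Big)\Big].
\]
By rotation invariance the last product is $\nu(\sigma_J(0)\psi_0')^2$. Applying (F2) and summing over $J$, the first term in the expression for $\partial_bF_N^\psi$ equals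
\[
-\frac{c_N(1)}N\mathbb E\nu(\psi_0'')+b\,\mathbb E\nu\Big(\int_0^1\psi_0'\psi_t'\,c_N(R(0,t))\,dt\Big)-\frac{b\gamma}N\sum_J\mathbb E\big[\nu(\sigma_J(0)\psi_0')^2\big].
\]
The first term is at most $\|\psi''\|_\infty/N$ and the third is nonpositive. In the second, $0\le\psi'\le1$ and \eqref{eq:cov} bound the integrand by $|R(0,t)|^p+\varepsilon_N$, and $\nu(\int_0^1|R(0,t)|^p\,dt)=\nu(\iint|R|^p)$ by rotation invariance.

(c) $\operatorname{Ent}(\nu|\mu)=-b\,\nu(\int V)-N\Lambda_N$; take expectations and use (a).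
\end{proof}

\subsection{The entropy bootstrap}

\begin{proposition}\label{prop:boot}
Let $\psi$ be admissible. Suppose that there are $\beta_1>\beta$ and $p_0$ such that
\begin{enumerate}
\item[(A)] $\limsup_p\big(\overline F_p^\psi(\beta_1,h_p)-\ln\cosh h_p\big)\le0$;
\item[(B)] $\limsup_N\mathbb E\nu_{b,h_p}\big(\Theta(U(\sigma(0))/N)\big)\le0$ for all $p\ge p_0$ and $b\in(0,\beta_1]$.
\end{enumerate}
Then $\limsup_pp\big(\overline F_p^\psi(\beta_p,h_p)-\ln\cosh h_p\big)\le e_P(\beta,h)$.
\end{proposition}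

\begin{proof}
\emph{Constants.} Let $\beta_+=\frac12(\beta+\beta_1)$ and $\varpi=1-\beta_+/\beta_1>0$, and let $p\ge p_0$ be so large that $\beta_p\le\beta_+$ and $h_p\in[\frac h2,2h]$. Fix $\varepsilon\in(0,\frac12)$ and $\lambda>\beta_+^2$. Since $\kappa(h')/h'^2$ and $\kappa(h')^2/h'^2$ are bounded below on $[\frac h2,2h]$, there is $t_0>0$ that satisfies \eqref{eq:t0} for all $h'$ in this interval. Let $\delta=\frac12(1-\max_{h'}\rho_{h'}(t_0))\in(0,\frac12)$, and define the bad events
\[
\mathcal B_{st}=\{|R(s,t)|>1-\delta\}\ \text{ if }d(s,t)>t_0,\qquad\mathcal B_{st}=\{R(s,t)<0\}\ \text{ if }d(s,t)\le t_0 .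
\]
If $d=d(s,t)>t_0$, then $0<\rho_{h'}(d)\le1-2\delta$, so $\mathcal B_{st}$ forces $|R-\rho_{h'}(d)|>\delta$. If $d\le t_0$, it forces $|R-\rho_{h'}(d)|>1/\cosh2h$. By (F4), $\mu_{h'}(\mathcal B_{st})\le2e^{-cN}$ for all $s,t$ and $h'\in[\frac h2,2h]$, with $c=\frac12\min\{\delta^2,(\cosh2h)^{-2}\}$. None of $t_0,\delta,c$ depends on $p$. Fix $b\in(0,\beta_p]$ and write $\mu=\mu_{h_p}$, $\nu=\nu_{b,h_p}$.

\emph{Step 1: bad events are rare under $\nu$.} H\"older's inequality with exponents $\beta_1/b$ and its conjugate gives, for every event $\mathcal B$,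
\[
\nu(\mathcal B)\le\exp N\Big[\frac b{\beta_1}\Lambda_N(\beta_1,h_p)-\Lambda_N(b,h_p)\Big]\,\mu(\mathcal B)^{1-b/\beta_1}.
\]
By (A), $\overline F_p^\psi(\beta_1,h_p)-\ln\cosh h_p\le\varpi c/8$ for $p\ge p_1$, where $p_1$ does not depend on $b$. By Lemmas~\ref{lem:conc}(a) and \ref{lem:ibp}(a), w.h.p.\ $\Lambda_N(\beta_1,h_p)\le\varpi c/4$ and $\Lambda_N(b,h_p)\ge-\varpi c/4$. As $1-b/\beta_1\ge\varpi$, on this event $\nu(\mathcal B_{st})\le2e^{-\varpi cN/2}$ for all $s,t$. Hence $\iint\mathbb E\nu(\mathcal B_{st})\,ds\,dt\to0$.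

\emph{Step 2: closing the inequality.} Considering $d>t_0$ and $d\le t_0$ separately, $\iint|R|^p\le Y+(1-\delta)^p+\iint1_{\mathcal B_{st}}$, so $\mathbb E\nu(Y)\ge x_N-(1-\delta)^p-o(1)$ by Step~1. Lemma~\ref{lem:ibp}(b) and (B) give $\partial_bF_N^\psi\le bx_N+o(1)$, and then Lemma~\ref{lem:ibp}(c) gives $\mathbb E\operatorname{Ent}(\nu|\mu)\le N(b^2x_N+o(1))$. By (F5) with $X=\lambda NY$,
\[
\lambda\big(x_N-(1-\delta)^p\big)\le b^2x_N+\frac1N\ln\mu(e^{\lambda NY})+o(1).
\]
Since $\lambda-b^2\ge\lambda-\beta_+^2>0$, Lemma~\ref{lem:short} yields, for all $b\in(0,\beta_p]$,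
\[
\limsup_Nx_N(b,h_p)\le X_p:=\frac\lambda{\lambda-\beta_+^2}\Big[\frac1p\Big(2\varepsilon+\frac1{(1-\varepsilon)^2\kappa(h_p)}\Big)+(1-\delta)^p\Big].
\]

\emph{Step 3: integration.} We have $F_N^\psi(0,h_p)=\ln\cosh h_p$ and $\limsup_N\partial_bF_N^\psi\le bX_p$ for each $b\in(0,\beta_p]$. By Lemma~\ref{lem:ibp}(b), $\partial_bF_N^\psi\le2\beta_++\|\psi''\|_\infty+\sup\Theta$ uniformly in $N$ and $b$, so the reverse Fatou lemma allows us to integrate: $\overline F_p^\psi(\beta_p,h_p)-\ln\cosh h_p\le\frac{\beta_p^2}2X_p$. Multiply by $p$ and let $p\to\infty$; the term $p(1-\delta)^p$ vanishes. Then let $\lambda\to\infty$ and $\varepsilon\to0$ to obtain $\beta^2/(2\kappa(h))$.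
\end{proof}

\begin{proposition}\label{prop:upP}
If $\ln\cosh h>\varphi(\beta)$, then $\limsup_pp\big(\overline F_p(\beta_p,h_p)-\ln\cosh h_p\big)\le e_P(\beta,h)$.
\end{proposition}

\begin{proof}
Take $\psi(x)=x$; then $\Theta=0$ and (B) holds. By continuity there is $\beta_1>\beta$ with $\varphi(\beta_1)<\ln\cosh h$, and Lemma~\ref{lem:zeroth} for the sequence $(\beta_1,h_p)$ gives (A).
\end{proof}

The hypothesis $\ln\cosh h>\varphi(\beta)$ is used only to find $\beta_1$: the H\"older step needs a lower temperature at which the system is still paramagnetic at order one.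

\section{The critical line}\label{sec:crit}

If $\ln\cosh h=\varphi(\beta)$, both earlier arguments stop. The shallow block is no longer negligible, since it may carry the paramagnetic contribution, and $\varphi(\beta_1)>\ln\cosh h$ for every $\beta_1>\beta$. The remedy is to use the freedom left by Lemma~\ref{lem:loc}: on the shallow block only the values of the potential above $-y_2N$ matter, so we may flatten the deep energies. The flattened model has a strictly smaller classical pressure and is therefore strictly paramagnetic. The price is that $\Theta$ no longer vanishes, and condition (B) must be checked.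

\begin{proposition}\label{prop:upC}
If $\ln\cosh h=\varphi(\beta)$, then, with $e_R,e_P$ evaluated at $(\beta,h)$,
\[
\limsup_pp\Big(\overline F_p(\beta_p,h_p)-\max\Big\{\varphi(\beta_p)+\frac{e_R}p,\ \ln\cosh h_p+\frac{e_P}p\Big\}\Big)\le0 .
\]
\end{proposition}

\begin{proof}
Let $u=u(\beta)$, fix $0<y_1<y_2<y_3<u$, and fix $\theta,\zeta$ as in \eqref{eq:Mp}. Choose $\psi\in C^2(\mathbb R)$ with $0\le\psi'\le1$, $\psi(x)=x$ for $x\ge-y_2$ and $\psi$ constant for $x\le-y_3$; it suffices to integrate a $C^1$ step function that rises from $0$ at $-y_3$ to $1$ at $-y_2$. Then $\psi''$ is bounded. Integrating $\psi'\le1$ downward from $-y_2$ gives $\psi(x)\ge x$, and by monotonicity $\psi\ge\psi(-y_3)\ge-y_3$. Moreover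
\begin{equation}\label{eq:Theta}
\Theta(x)\le y_31\{x\le-y_2\},
\end{equation}
because $\Theta=0$ on $[-y_2,\infty)$, while $x\psi'(x)\le0$ and $-\psi(x)\le y_3$ for $x<-y_2$. So $\psi$ is admissible, and $V=N\psi(U/N)$ satisfies $V\ge U$, $V\ge-y_3N$, and $V=U$ on $L_2=\{U\ge-y_2N\}$.

Apply Lemma~\ref{lem:loc} with levels $y_1<y_2$ and $W=\beta_pU$. By \eqref{eq:mono}, $P_N^{h_p}(\beta_pU;L_2)\le P_N^{h_p}(\beta_pV)$. Lemmas~\ref{lem:deep} and \ref{lem:conc}(a),(b) give
\[
\overline F_p(\beta_p,h_p)\le\max\Big\{\varphi(\beta_p)+\frac{\beta_p}{u(\beta_p)}\ln M_p,\ \overline F_p^\psi(\beta_p,h_p)\Big\}.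
\]
We show below that $\psi$ satisfies (A) and (B). Then \eqref{eq:Mp} and Proposition~\ref{prop:boot} bound the $\limsup$ in the statement by $\max\{e(y_1,\theta,\zeta)-e_R,0\}$, and \eqref{eq:einf} concludes.

The map $y\mapsto\beta y-\frac{y^2}2$ is strictly increasing on $[0,\beta]$ and $y_3<u\le\beta$, so $\beta y_3-\frac{y_3^2}2<\varphi(\beta)=\ln\cosh h$. Fix $\beta_1>\beta$ with
\[
\varphi_*:=\beta_1y_3-\tfrac12y_3^2<\ln\cosh h .
\]

\emph{The classical pressure of $V$.} For $b\in[0,\beta_1]$,
\begin{equation}\label{eq:classV}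
\frac1N\ln\Big(2^{-N}\sum_\sigma e^{-bV(\sigma)}\Big)\le\varphi_*+o(1)\quad\text{w.h.p.}
\end{equation}
If $b\ge y_3$, then $bV=y_3V+(b-y_3)V\ge y_3U-(b-y_3)y_3N$, and Markov's inequality with $\mathbb E\sum_\sigma e^{-y_3U}\le2^Ne^{Ny_3^2/2}$ gives the exponent $by_3-\frac{y_3^2}2\le\varphi_*$. If $b<y_3$, then $bV\ge bU$ gives the exponent $\frac{b^2}2\le\frac{y_3^2}2\le\varphi_*$, the last inequality because $\beta_1>y_3$.

\emph{Condition (A).} Let $y>0$ and apply Lemma~\ref{lem:loc} with levels $y<2y$ and $W=\beta_1V$. Lemma~\ref{lem:crude} and \eqref{eq:classV} bound the deep block, and $V\ge U\ge-2yN$ bounds the shallow one through \eqref{eq:mono}. By Lemma~\ref{lem:conc}(b),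
\[
\overline F_p^\psi(\beta_1,h_p)\le\max\big\{\varphi_*+h_pK(y)/\sqrt p,\ \ln\cosh h_p+2\beta_1y\big\}.
\]
Let $p\to\infty$ and then $y\to0$.

\emph{Condition (B).} By \eqref{eq:Theta} it suffices to show $\mathbb E\nu_{b,h_p}(U(\sigma(0))\le-y_2N)\to0$. We reward the deep set by an extensive amount and show that the pressure does not respond. Let $V_\eta=V-\eta N1\{U\le-y_2N\}$ with $\eta>0$ so small that $\varphi_*+\beta_1\eta<\ln\cosh h$, and let $b\in(0,\beta_1]$. Apply Lemma~\ref{lem:loc} with $W=bV_\eta$ and levels $\frac{y_2}3<\frac{y_2}2$, with constant $C$. On $\{U\ge-\frac{y_2}2N\}$ we have $V_\eta=V$, so the shallow block is at most $P_N^{h_p}(bV)$. By Lemma~\ref{lem:crude} and \eqref{eq:classV}, the deep block is w.h.p.\ at most $\varphi_*+\beta_1\eta+h_pK(\frac{y_2}3)/\sqrt p+o(1)$. There are $p_0$ and $m>0$, independent of $b$, such that $\varphi_*+\beta_1\eta+h_pK(\frac{y_2}3)/\sqrt p\le\ln\cosh h_p-m$ for $p\ge p_0$, whereas $P_N^{h_p}(bV)\ge\ln\cosh h_p-o(1)$ w.h.p.\ by Lemma~\ref{lem:ibp}(a).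 Hence w.h.p.
\[
P_N^{h_p}(bV_\eta)\le P_N^{h_p}(bV)+\frac{Ch_pp+\ln2}N .
\]
By (F6) and \eqref{eq:FK}, $\eta\mapsto P_N^{h_p}(bV_\eta)$ is convex with derivative $b\,\nu_{b,h_p}(U(\sigma(0))\le-y_2N)$ at $\eta=0$. Therefore w.h.p.\ $\nu_{b,h_p}(U(\sigma(0))\le-y_2N)\le(Ch_pp+\ln2)/(b\eta N)$, and since this probability is bounded by $1$, its expectation tends to $0$.
\end{proof}

\section{Proofs of the main results}\label{sec:final}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
Take the constant sequence $(\beta_p,h_p)=(\beta,\beta\Gamma)$ and recall $\underline F_p\le\overline F_p$. If $\Gamma<\Gamma_c(\beta)$, then $\Phi_\infty=\varphi(\beta)$, and Propositions~\ref{prop:lowR} and \ref{prop:upR} give the limit $e_R=f$. If $\Gamma>\Gamma_c(\beta)$, then $\Phi_\infty=\ln\cosh h$, and Propositions~\ref{prop:lowP} and \ref{prop:upP} give the limit $e_P=f$.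
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:uniform}]
Let $m_p(\beta,h)=\max\{\varphi(\beta)+e_R(\beta,h)/p,\ \ln\cosh h+e_P(\beta,h)/p\}$ and let $(\beta_p,h_p)\to(\beta,h)\in(0,\infty)^2$. By continuity of $e_R$ and $e_P$, evaluating them at $(\beta_p,h_p)$ or at $(\beta,h)$ changes $m_p(\beta_p,h_p)$ by $o(1/p)$. Propositions~\ref{prop:lowR} and \ref{prop:lowP} give $\underline F_p(\beta_p,h_p)\ge m_p(\beta_p,h_p)-o(1/p)$, and Proposition~\ref{prop:upR}, \ref{prop:upP} or \ref{prop:upC}, according to the sign of $\ln\cosh h-\varphi(\beta)$, gives $\overline F_p(\beta_p,h_p)\le m_p(\beta_p,h_p)+o(1/p)$. The map $(\beta,\Gamma)\mapsto(\beta,\beta\Gamma)$ is a homeomorphism of $(0,\infty)^2$. If uniformity failed on a compact set, there would be $\eta>0$, integers $p_k\uparrow\infty$ and points $(\beta_{p_k},h_{p_k})$ of the set, convergent after passing to a subsequence, at which $\overline F_{p_k}$ or $\underline F_{p_k}$ differs from $m_{p_k}$ by at least $\eta/p_k$. Setting $(\beta_p,h_p)$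 equal to the limit point for the remaining $p$ produces a convergent sequence that contradicts what was just shown.
\end{proof}

\begin{proof}[Proof of Corollary~\ref{cor:main}]
(a) Write $\Gamma_c=\Gamma_c(\beta)>0$. The points $(\beta,\Gamma_c+\frac sp)$ lie in a compact subset of $(0,\infty)^2$ for large $p$, and $\ln\cosh(\beta(\Gamma_c+\frac sp))=\Phi_\infty(\beta,0)+\frac sp\beta\tanh(\beta\Gamma_c)+o(\frac1p)$. Insert this in Theorem~\ref{thm:uniform}. The first claim is the case $s=0$.

(b) If convex functions $\phi_p$ converge pointwise on an open interval to a differentiable function $\phi$, then $\partial^\pm\phi_p(x)\to\phi'(x)$, because for small $\eta>0$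
\[
\frac{\phi_p(x)-\phi_p(x-\eta)}\eta\le\partial^-\phi_p(x)\le\partial^+\phi_p(x)\le\frac{\phi_p(x+\eta)-\phi_p(x)}\eta .
\]
By (F6), $F_N(\beta,h)$ is convex in $h$ at fixed $\beta$ and in $\beta$ at fixed $h$, and convexity passes to the limit $N\to\infty$, which exists for even $p$. On $(0,\Gamma_c(\beta))$ the convex functions $\Gamma\mapsto p(\Phi_p(\beta,\Gamma)-\Phi_\infty(\beta,0))$ converge to $\beta\Gamma^2/(2u(\beta))$ by Theorem~\ref{thm:main}, with derivative $\beta\Gamma/u(\beta)$. For fixed $h$, the set $\{\beta>0:\varphi(\beta)<\ln\cosh h\}$ is an open interval because $\varphi$ is continuous and increasing, and on it the convex functions $\beta\mapsto p(\Phi_p(\beta,h/\beta)-\ln\cosh h)$ converge to $\beta^2/(2h\tanh h)$, with derivative $\beta/(h\tanh h)$.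
\end{proof}

\begin{thebibliography}{9}

\bibitem{KMW}
Anouar Kouraich, Chokri Manai, Simone Warzel,
\emph{The Quantum Random Energy Model is the Limit of Quantum $p$-Spin Glasses},
arXiv:2505.02458 (2025).

\end{thebibliography}
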